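# The largest fluctuation of the tacnode counting function

The tacnode process is a random set of points on the line. Count its points in $(-x,x)$ and subtract the mean. The variance of this count grows like $\log x$, so at one fixed large $x$ the typical deviation is of order $\sqrt{\log x}$. If $x$ is allowed to run over a whole half-line, rare and much larger deviations show up somewhere. An upper bound of the form $C_*\log x$ with $C_*=\frac{3\sqrt2}{2\pi}$ is known. Are deviations of size $(C_*-\varepsilon)\log x$ really reached? The answer is yes. The question comes from Taiyang Xu, "Moment generating function of the tacnode process", arXiv:2606.17771 (2026).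

We start with the easy case, in which the random field is exactly Gaussian and its correlations come from a tree. The probabilistic argument is already visible there. Then we ask what changes for the tacnode process.

## 1. The maximum of Gaussian walks on a binary tree

Take the binary tree of depth $n$. Put on its edges independent Gaussian variables with mean $0$ and variance $\log 2$. For a leaf $a$ and $0\le k\le n$, let $G^{(k)}(a)$ be the sum over the first $k$ edges on the path from the root to $a$. Write $G(a)=G^{(n)}(a)$, $\mathsf T=n\log 2$, and let $a\wedge b$ be the number of edges common to the paths to $a$ and $b$. Then there are $2^n=e^{\mathsf T}$ leaves, and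
$$\mathrm{Cov}\big(G^{(k)}(a),G^{(l)}(b)\big)=\min\{a\wedge b,k,l\}\log 2. \tag{1.1}$$

**Proposition 0.** For every $\varepsilon>0$, $\mathbb P\big(|\max_aG(a)/\mathsf T-\sqrt2|\le\varepsilon\big)\to1$ as $n\to\infty$.

**The upper bound: count leaves.** Since $\mathrm{Var}\,G(a)=\mathsf T$, Markov's inequality for $e^{cG(a)}$ gives $\mathbb P(G(a)\ge c\mathsf T)\le e^{-c^2\mathsf T/2}$ for $c>0$. There are $e^{\mathsf T}$ leaves, so $\mathbb P(\max G\ge c\mathsf T)\le e^{(1-c^2/2)\mathsf T}\to0$ if $c>\sqrt2$. Correlations played no role.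

**The lower bound: a plain second moment and where it stops.** Fix $\gamma>0$ and $\kappa\in(0,\gamma)$, and put
$$\mathsf W(a)=e^{\gamma G(a)-\gamma^2\mathsf T/2},\qquad Z'=2^{-n}\sum_a\mathsf W(a)1_{\{G(a)\ge(\gamma-\kappa)\mathsf T\}} .$$
If $Z'>0$, some leaf has $G(a)\ge(\gamma-\kappa)\mathsf T$. Cauchy–Schwarz applied to $Z'=Z'1_{\{Z'>0\}}$ gives $\mathbb P(Z'>0)\ge(\mathbb EZ')^2/\mathbb E Z'^2$. The first moment is fine: $\mathbb E\mathsf W(a)=1$, and
$$\mathbb E[\mathsf W1_{\{G<(\gamma-\kappa)\mathsf T\}}]\le e^{\kappa(\gamma-\kappa)\mathsf T}\,e^{-\gamma^2\mathsf T/2}\,\mathbb Ee^{(\gamma-\kappa)G}=e^{-\kappa^2\mathsf T/2},$$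
so $\mathbb EZ'\ge1-e^{-\kappa^2\mathsf T/2}$. For the second moment, $\mathbb E[\mathsf W(a)\mathsf W(b)]=e^{\gamma^2(a\wedge b)\log2}$, and the proportion of leaves $b$ with $a\wedge b=k$ is at most $2^{-k}$. Hence
$$\mathbb EZ'^2\le\sum_{k=0}^n2^{-k}2^{\gamma^2k},$$
which is bounded if $\gamma<1$. So with positive probability the maximum is at least $(1-\varepsilon)\mathsf T$. For $\gamma>1$ the method really fails. The terms with $a=b$ alone contribute
$$2^{-n}\,\mathbb E[\mathsf W(a)^21_{\{G(a)\ge(\gamma-\kappa)\mathsf T\}}]=2^{-n}e^{\gamma^2\mathsf T}\,\mathbb P\big(\mathcal N(2\gamma\mathsf T,\mathsf T)\ge(\gamma-\kappa)\mathsf T\big)\ge\tfrac12\,2^{(\gamma^2-1)n}\to\infty,$$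
while $\mathbb EZ'\le1$, so the Cauchy–Schwarz ratio tends to $0$. We lose a factor $\sqrt2$.

The reason can be read off. Weighting by $\mathsf W(a)\mathsf W(b)$ with $a\wedge b=k$ shifts the mean of the common part $G^{(k)}(a)$ to $2\gamma k\log2$. Only $2^k$ vertices live at level $k$, and by the upper bound above no walk there is likely to exceed $(\sqrt2+\varepsilon)k\log 2$. For $\gamma>1$ the second moment is carried by an event that essentially never happens.

**The barrier.** Forbid this event. A walk that ends near $\gamma\mathsf T$ under $\mathsf W$ has $G^{(k)}$ near $\gamma k\log2$. So fix $\gamma\in(0,\sqrt2)$, then $\kappa\in(0,\gamma)$ with $\frac{\gamma^2}2+\gamma\kappa<1$, and an integer $k_1\ge1$, and let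
$$\mathcal G(a)=\{G(a)\ge(\gamma-\kappa)\mathsf T\}\cap\bigcap_{k=k_1}^{n}\{G^{(k)}(a)\le(\gamma+\kappa)k\log2\},\qquad Z=2^{-n}\sum_a\mathsf W(a)1_{\mathcal G(a)} .$$
The barrier costs little in the first moment:
$$\mathbb E[\mathsf W1_{\{G^{(k)}>(\gamma+\kappa)k\log2\}}]\le e^{-\kappa(\gamma+\kappa)k\log 2}\,\frac{\mathbb Ee^{\gamma G+\kappa G^{(k)}}}{\mathbb Ee^{\gamma G}}=e^{(-\kappa\gamma-\kappa^2+\gamma\kappa+\kappa^2/2)k\log2}=2^{-\kappa^2k/2},$$
so $1\ge\mathbb EZ\ge1-\zeta-e^{-\kappa^2\mathsf T/2}$ with $\zeta=\sum_{k\ge k_1}2^{-\kappa^2k/2}$, which is small if $k_1$ is large. It gains much in the second moment. If $a\wedge b=k\ge k_1$, then $1_{\mathcal G(a)}\le e^{\gamma[(\gamma+\kappa)k\log2-G^{(k)}(a)]}$, and all the covariances of $G(a),G(b)$, of $G(a),G^{(k)}(a)$, of $G(b),G^{(k)}(a)$, and the variance of $G^{(k)}(a)$, equal $k\log 2$. Therefore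
$$\mathbb E[\mathsf W(a)\mathsf W(b)1_{\mathcal G(a)}]\le\exp\Big(\big[\gamma(\gamma+\kappa)+\gamma^2-\gamma^2-\gamma^2+\tfrac12\gamma^2\big]k\log2\Big)=2^{(\gamma^2/2+\gamma\kappa)k},$$
and $\mathbb EZ^2\le\sum_{k<k_1}2^{(\gamma^2-1)k}+\sum_{k\ge k_1}2^{(\gamma^2/2+\gamma\kappa-1)k}=:C_1(k_1)<\infty$, uniformly in $n$. The growth exponent of the two-point bound has dropped from $\gamma^2$ to $\frac{\gamma^2}{2}+\gamma\kappa$, which moves the threshold from $1$ to $\sqrt2$.

**From positive probability to probability near one.** Fix $q$ and cut the tree at level $q$. This gives $m=2^q$ independent subtrees of depth $n-q$. Let $Z_j$ be the variable $Z$ of the $j$-th subtree, built from increments below its root, and now let $Z=\sum_jZ_j$. For $i\neq j$, $\mathbb E[Z_iZ_j]=\mathbb EZ_i\mathbb EZ_j\le1$, so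
$$\mathbb P(Z>0)\ge\frac{(\mathbb EZ)^2}{\mathbb EZ^2}\ge\frac{m^2(1-\zeta-o(1))^2}{mC_1(k_1)+m^2} .$$
Take $k_1$ large, then $m$ large: the right side is as close to $1$ as we like. On $\{Z>0\}$ some leaf gains at least $(\gamma-\kappa)(\mathsf T-q\log2)$ below its root at level $q$. The $m$ root values are Gaussian with bounded variance, so all exceed $-\sqrt{\mathsf T}$ with probability tending to $1$. Letting $\gamma\uparrow\sqrt2$ and $\kappa\downarrow0$ proves Proposition 0. $\square$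

What did we use? Only the first two or three exponential moments: values of $\mathbb E\exp(\sum c_iG_i)$ for combinations of at most three field values, the logarithmic covariance (1.1), and independence of the subtrees. Each can be weakened. Exponential moments that are Gaussian up to a bounded factor suffice inside one subtree, (1.1) may hold up to $O(1)$, and near-independence of the subtrees is enough. So the question for the tacnode process becomes whether its counting function contains such a field.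

## 2. Counting tacnode points: the statements

**Definition (determinantal process).** A point process on $\mathbb R$ is determinantal with correlation kernel $K$ if for every $p\ge1$ and every nonnegative measurable $F$,
$$\mathbb E\sum_{(x_{1},\dots,x_{p})}F(x_1,\dots,x_p)=\int F(x_1,\dots,x_p)\det\big(K(x_i,x_j)\big)_{i,j=1}^p\,dx,$$
the sum running over ordered $p$-tuples of distinct points of the process. In particular $\det(K(x_i,x_j))\ge0$ almost everywhere.

For example, if $K(x,y)=\varphi(x)\varphi(y)$ with $\int\varphi^2=1$, all determinants with $p\ge2$ vanish, and the process is a single point with density $\varphi^2$. The kernel is not unique: $g(x)K(x,y)/g(y)$ has the same determinants, so it defines the same process.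

The *tacnode process* is the universal determinantal process describing the local statistics of non-intersecting Brownian motions at a tacnode, where two groups of paths touch. It was introduced by Delvaux, Kuijlaars and Zhang, by Adler, Ferrari and van Moerbeke, and by Johansson, and it also appears in random tiling models. Its kernel $K^{\rm tac}$ has parameters $r_1,r_2>0$ and $s_1,s_2,\tau\in\mathbb R$, which are fixed throughout. Section 3 gives the precise definition. Let $N(x)$ be the number of points in $(-x,x)$, and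
$$\mu(x)=\mathbb EN(x),\qquad D(x)=N(x)-\mu(x),\qquad C_*=\frac{3\sqrt2}{2\pi}.$$
Two facts are known:
$$\mathrm{Var}\,N(x)=\frac3{2\pi^2}\log x+O(1)\quad(x\to+\infty), \tag{2.1}$$
$$\lim_{r\to\infty}\mathbb P\Big(\sup_{x>r}\Big|\frac{D(x)}{\log x}\Big|\le C_*+\varepsilon\Big)=1\quad\text{for every fixed }\varepsilon>0. \tag{2.2}$$
Throughout, maxima and minima mean suprema and infima. We shall prove the following.

**Theorem 1.** For every $\varepsilon>0$, $\lim_{r\to\infty}\mathbb P\big(\sup_{x>r}|D(x)|/\log x\ge C_*-\varepsilon\big)=1$. This probability in fact equals $1$ for every $r>1$.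

**Theorem 2.** (i) For every $\alpha\in(0,\frac32)$, as $r\to\infty$, in probability,
$$\frac1{\log r}\max_{r\le x\le r+r^{1-\alpha}}D(x)\to\frac{\sqrt2}{\pi}\Big(\frac32-\alpha\Big),\qquad \frac1{\log r}\min_{r\le x\le r+r^{1-\alpha}}D(x)\to-\frac{\sqrt2}{\pi}\Big(\frac32-\alpha\Big).$$
(ii) For every $b>1$, in probability, $\frac{1}{\log r}\max_{[r,br]}D\to C_*$ and $\frac{1}{\log r}\min_{[r,br]}D\to -C_*$.
(iii) Almost surely, $\limsup_{x\to\infty}\frac{D(x)}{\log x}=C_*$ and $\liminf_{x\to\infty}\frac{D(x)}{\log x}=-C_*$.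

From the two quoted facts, Theorem 1 and part (i) use only $\mathrm{Var}\,N(x)=O(\log x)$. The bound (2.2) is used only in (ii) and (iii).

**Few points are not enough.** By (2.1) and Chebyshev, $\mathbb P(|D(x)|\ge\varepsilon\log r)\le C/(\varepsilon^2\log r)$ for $x\in[r,2r]$. So the maximum of $|D|$ over any $o(\log r)$ fixed points of $[r,2r]$, divided by $\log r$, tends to $0$ in probability. The large values come from very many points.

**Why $C_*$ is the number to expect.** We shall see that there are about $r^{1/2}$ points per unit length near $\pm r$, so $D$ has about $r^{3/2}$ separate cells in $[r,2r]$. Compare with Section 1: $\pi D$ should behave like the leaf field $G$ with $\mathsf T=\frac32\log r$, since $e^{\mathsf T}=r^{3/2}$ is the number of cells and $\mathsf T/\pi^2=\frac3{2\pi^2}\log r$ is the variance in (2.1). The maximum would be $\sqrt2\,\mathsf T/\pi=C_*\log r$. This is only a guide; the proof is what follows.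

**What changes.** The field $D$ is a step function minus a smooth function, not Gaussian, and no tree is visible. Smooth statistics at scale $e^{-k}$ will replace the partial sums $G^{(k)}$, and separated subwindows will replace the subtrees. The main new task is to compute exponential moments, with an error factor $1+o(1)$, for statistics that are smooth on a scale only slightly larger than the spacing of the points. Sections 3–5 do this, by comparing the tacnode kernel on a window with a kernel for which there is an exact formula.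

## 3. The tacnode kernel through its Riemann–Hilbert problem

A Riemann–Hilbert problem prescribes a matrix function, analytic off a contour, by its jumps on the contour and its behavior at infinity. In the Delvaux–Kuijlaars–Zhang normalization (DKZ, CPAM 64 (2011); with $\tau$: Duits–Geudens, Duke 162 (2013), and Delvaux, IMRN 2018), $K^{\rm tac}$ is defined by the unique solution $M$ of the following one.

**Definition (tacnode kernel).** $M$ is a $4\times4$ matrix, analytic off ten rays $\Gamma_0,\dots,\Gamma_9$ from the origin, oriented outward, with $\Gamma_0=\mathbb R_+$, $\Gamma_5=\mathbb R_-$; the rays $\Gamma_1,\dots,\Gamma_4$ have arguments $\varphi_1,\varphi_2,\pi-\varphi_2,\pi-\varphi_1$ with $0<\varphi_1<\varphi_2<\pi/3$, and $\Gamma_{5+k}=-\Gamma_k$. It has continuous boundary values with $M_+=M_-J_k$ on $\Gamma_k$ (the $+$ side is on the left), and $\det M\equiv1$. With matrix units $E_{ij}$: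

* $J_1=I+E_{31}$, $J_2=I-E_{21}+E_{34}$, $J_3=I+E_{12}-E_{43}$, $J_4=I-E_{42}$.
* On $\mathbb R_+$, $M_{\rm up}=M_{\rm low}J$ (boundary values from the upper and lower half plane), where $J$ acts as $\begin{pmatrix}0&1\\-1&0\end{pmatrix}$ on the indices $(1,3)$ and as the identity on $(2,4)$. On $\mathbb R_-$ the same holds with $(1,3)$ and $(2,4)$ exchanged.
* As $\zeta\to\infty$, uniformly in all directions, boundary values included, $M=\Phi B\mathcal Ae^{\Theta}$ with $\Phi(\zeta)=I+O(1/\zeta)$ and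
$$B=\mathrm{diag}\big((-\zeta)^{-1/4},\zeta^{-1/4},(-\zeta)^{1/4},\zeta^{1/4}\big),\quad e^\Theta=\mathrm{diag}\big(e^{-\lambda_1+\tau\zeta},e^{-\lambda_2-\tau\zeta},e^{\lambda_1+\tau\zeta},e^{\lambda_2-\tau\zeta}\big),$$
 where $\mathcal A$ acts as $\frac1{\sqrt2}\begin{pmatrix}1&-i\\-i&1\end{pmatrix}$ on $(1,3)$ and as $\frac1{\sqrt2}\begin{pmatrix}1&i\\i&1\end{pmatrix}$ on $(2,4)$, and $\lambda_1=\frac23r_1(-\zeta)^{3/2}+2s_1(-\zeta)^{1/2}$, $\lambda_2=\frac23r_2\zeta^{3/2}+2s_2\zeta^{1/2}$, with principal branches.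

Let $\widehat M$ be the analytic continuation of $M$ from the sector around $i\mathbb R_+$. Then
$$K^{\rm tac}(x,y)=\frac{1}{2\pi i(x-y)}\,(0\;0\;1\;1)\,\widehat M(y)^{-1}\widehat M(x)\,(1\;1\;0\;0)^T. \tag{3.1}$$

**Step 1: bring the vectors to the real axis.** We want (3.1) in terms of $M_{\rm up}$. Crossing an outward ray in the upper half plane counterclockwise goes from its $-$ side to its $+$ side. So the middle sector value is $MJ_1J_2$ with $M$ taken next to the upper side of $\mathbb R_+$. Next to the upper side of $\mathbb R_-$, $M=\widehat MJ_3J_4$, that is, $\widehat M=MJ_4^{-1}J_3^{-1}$. The nilpotent parts have square zero, so $J_2^{-1}=I+E_{21}-E_{34}$ and so on. Direct multiplication gives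
$$J_2(1,1,0,0)^T=(1,0,0,0)^T,\qquad J_1J_2(1,1,0,0)^T=(1,0,1,0)^T,$$
$$(0,0,1,1)J_2^{-1}=(0,0,1,0),\qquad (0,0,1,1)J_2^{-1}J_1^{-1}=(-1,0,1,0),$$
$$J_3^{-1}(1,1,0,0)^T=(0,1,0,0)^T,\qquad J_4^{-1}J_3^{-1}(1,1,0,0)^T=(0,1,0,1)^T,$$
$$(0,0,1,1)J_3=(0,0,0,1),\qquad (0,0,1,1)J_3J_4=(0,-1,0,1).$$
Hence $K^{\rm tac}(x,y)=\dfrac{G(y)F(x)}{2\pi i(x-y)}$, where
$$F=M_{\rm up}(1,0,1,0)^T,\quad G=(-1,0,1,0)M_{\rm up}^{-1}\quad\text{on }\mathbb R_+,$$
$$F=M_{\rm up}(0,1,0,1)^T,\quad G=(0,-1,0,1)M_{\rm up}^{-1}\quad\text{on }\mathbb R_-.$$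
Here $G(x)F(x)=0$, and $F,G$ are smooth off the origin, so $K^{\rm tac}$ is smooth in $(x,y)$ for $x,y\ne0$, the diagonal included.

**Step 2: make $F$ and $G$ explicit up to $\Phi$.** For $x>0$ put
$$\psi_j(x)=\tfrac23r_jx^{3/2}-2s_jx^{1/2},\qquad c_j=\cos(\psi_j-\tfrac\pi4),\qquad \sigma_j=\sin(\psi_j-\tfrac\pi4).$$
On the upper side of $\mathbb R_+$, $-\zeta=xe^{-i\pi}$, so $(-\zeta)^{1/2}=-ix^{1/2}$, $(-\zeta)^{3/2}=ix^{3/2}$, $\lambda_1=i\psi_1(x)$, and $(-\zeta)^{\mp1/4}=x^{\mp1/4}e^{\pm i\pi/4}$. We also use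
$$e^{-i\psi}-ie^{i\psi}=2e^{-i\pi/4}\cos(\psi-\tfrac\pi4),\qquad e^{i\psi}-ie^{-i\psi}=2ie^{i\pi/4}\sin(\psi-\tfrac\pi4). \tag{3.2}$$
On the indices $(1,3)$, $e^\Theta(1,1)^T=e^{\tau x}(e^{-i\psi_1},e^{i\psi_1})^T$. Applying $\mathcal A$ and (3.2) gives $\sqrt2e^{\tau x}(e^{-i\pi/4}c_1,\,ie^{i\pi/4}\sigma_1)^T$, and $B$ cancels the phases. For $G$, start from $(-1,1)e^{-\Theta}=e^{-\tau y}(-e^{i\psi_1},e^{-i\psi_1})$ and multiply by $\mathcal A^{-1}=\frac1{\sqrt2}\begin{pmatrix}1&i\\i&1\end{pmatrix}$ and $B^{-1}$. The result is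
$$F(x)=\sqrt2e^{\tau x}\Phi(x)f_+(x),\qquad f_+=(x^{-1/4}c_1,\,0,\,ix^{1/4}\sigma_1,\,0)^T,$$
$$G(y)=\sqrt2e^{-\tau y}g_+(y)\Phi(y)^{-1},\qquad g_+=(-iy^{1/4}\sigma_1,\,0,\,y^{-1/4}c_1,\,0).$$
On the upper side of $\mathbb R_-$ at $-u$, $\zeta=ue^{i\pi}$, so $\lambda_2=-i\psi_2(u)$ and $\zeta^{\mp1/4}=u^{\mp1/4}e^{\mp i\pi/4}$. On $(2,4)$, $e^\Theta(1,1)^T=e^{\tau u}(e^{i\psi_2},e^{-i\psi_2})^T$, $(-1,1)e^{-\Theta}=e^{-\tau v}(-e^{-i\psi_2},e^{i\psi_2})$ at $-v$, and the complex conjugates of (3.2) give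
$$F(-u)=\sqrt2e^{\tau u}\Phi(-u)f_-(u),\qquad f_-=(0,\,u^{-1/4}c_2,\,0,\,-iu^{1/4}\sigma_2)^T,$$
$$G(-v)=\sqrt2e^{-\tau v}g_-(v)\Phi(-v)^{-1},\qquad g_-=(0,\,iv^{1/4}\sigma_2,\,0,\,v^{-1/4}c_2).$$

**Step 3: show that $\Phi$ is smooth and slowly varying.** The factor $B\mathcal Ae^\Theta$ is itself an explicit example of a function with prescribed jumps: on $\mathbb R_\pm$ it has the same jumps as $M$. On $\mathbb R_+$ its $(2,4)$ block has no jump. Since $\lambda_{1,\rm low}=-\lambda_{1,\rm up}$, the $(1,3)$ block of $(B\mathcal Ae^\Theta)_{\rm low}^{-1}(B\mathcal Ae^\Theta)_{\rm up}$ is, with $\lambda=\lambda_{1,\rm up}$,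
$$\mathrm{diag}(e^{-\lambda},e^{\lambda})\,\tfrac12\begin{pmatrix}1&i\\i&1\end{pmatrix}\begin{pmatrix}i&0\\0&-i\end{pmatrix}\begin{pmatrix}1&-i\\-i&1\end{pmatrix}\mathrm{diag}(e^{-\lambda},e^{\lambda})=\begin{pmatrix}0&1\\-1&0\end{pmatrix},$$
because the product of the first two matrices is $\begin{pmatrix}i&1\\-1&-i\end{pmatrix}$, multiplying by the third gives $\begin{pmatrix}0&2\\-2&0\end{pmatrix}$, and the exponentials cancel off the diagonal. On $\mathbb R_-$ the $(1,3)$ block has no jump, and the $(2,4)$ block is, with $\lambda=\lambda_{2,\rm up}$,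
$$\mathrm{diag}(e^{-\lambda},e^{\lambda})\,\tfrac12\begin{pmatrix}1&-i\\-i&1\end{pmatrix}\begin{pmatrix}-i&0\\0&i\end{pmatrix}\begin{pmatrix}1&i\\i&1\end{pmatrix}\mathrm{diag}(e^{-\lambda},e^{\lambda})=\begin{pmatrix}0&1\\-1&0\end{pmatrix}.$$
So $\Phi=M(B\mathcal Ae^\Theta)^{-1}$ is continuous across $\mathbb R_\pm$, hence analytic in the sectors $|\arg(\pm\zeta)|<\varphi_1$. Cauchy's estimates for $\Phi-I=O(1/\zeta)$ on discs of radius $c|x|$, $c$ small, give
$$\Phi(x)=I+O(|x|^{-1}),\qquad \Phi^{(k)}(x)=O(|x|^{-1-k}),\qquad x\to\pm\infty,\ k\ge1, \tag{3.3}$$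
and the same for $\Phi^{-1}$, since $\det\Phi=1$.

From now on we use $\widetilde K(x,y)=e^{-\tau|x|}K^{\rm tac}(x,y)e^{\tau|y|}$, which defines the same process and has no exponential factors left.

**The case $\Phi=I$ by hand.** If $\Phi$ were $I$, then for $x,y>0$ near $r$ the kernel would be $\frac{g_+(y)f_+(x)}{\pi i(x-y)}$, and with $(x/y)^{1/4}\approx1$ this is close to $\frac{\sin(\psi_1(x)-\psi_1(y))}{\pi(x-y)}$. On the diagonal this gives the density $\psi_1'(x)/\pi\approx r_1\sqrt x/\pi$. This is the source of the $r^{1/2}$ points per unit length mentioned in Section 2.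

## 4. On a window, two independent CUE kernels

Fix $\alpha\in(0,\frac32)$, and for large $r$ let
$$L=r^{1-\alpha},\qquad n=\lceil r^{3/2}\rceil,\qquad W=\{x:\ r-2L\le|x|\le r+2L\}.$$
Write $|x|=r+Ls$, $s\in[-2,2]$. Then $L^2(W)\cong L^2(-2,2)\oplus L^2(-2,2)$ (the parts $x>0$ and $x<0$), and a kernel $k$ becomes $L\,k(\cdot,\cdot)$ in the $s$-variables. A window contains about $Lr^{1/2}=r^{3/2-\alpha}$ points on each side.

**Definition (CUE kernel).** $C_n(\theta,\theta')=\dfrac{\sin(n(\theta-\theta')/2)}{2\pi\sin((\theta-\theta')/2)}$ on the circle.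

Summing a geometric series, $C_n(\theta,\theta')=e^{-i(n-1)(\theta-\theta')/2}\,\frac1{2\pi}\sum_{k=0}^{n-1}e^{ik(\theta-\theta')}$. So up to conjugation by a unimodular function, $C_n$ is the projection onto $\mathrm{span}\{e^{ik\theta}\}_{0\le k<n}$. For $n=1$ the kernel is the constant $\frac1{2\pi}$: one uniform point.

Our change of variables turns the phase $\psi_j$ into an angle:
$$\chi_j(s)=\tfrac2n\big(\psi_j(r+Ls)-\psi_j(r)\big)=r^{-\alpha}\xi_j(s),\qquad \xi_j'(s)=\tfrac{2r}{n}\psi_j'(r+Ls).$$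
Since $\psi_j'(x)=r_jx^{1/2}-s_jx^{-1/2}$ and $\xi_j^{(k)}=\frac{2r}nL^{k-1}\psi_j^{(k)}(r+Ls)$,
$$\xi_j'=c_{j,r}+O(r^{-\alpha}),\quad c_{j,r}:=\xi_j'(0)\to2r_j>0,\qquad \xi_j^{(k)}=O(r^{-\alpha(k-1)})=O(r^{-\alpha})\quad(k\ge2). \tag{4.1}$$
So $\chi_j$ maps $[-2,2]$ diffeomorphically onto a short arc. Put
$$T=T_1\oplus T_2,\qquad T_j(s,t)=\sqrt{\chi_j'(s)\chi_j'(t)}\;C_n(\chi_j(s),\chi_j(t)),$$
with $T_1$ acting on the component $x>0$ and $T_2$ on $x<0$. Up to a unimodular conjugation, $T_j$ is unitarily equivalent to the compression of a rank-$n$ projection to an arc. So $T$ is self-adjoint of finite rank, and $0\le T\le1$.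

Recall the trace norm $\|\cdot\|_1$, the Hilbert–Schmidt norm $\|\cdot\|_2$ (the $L^2$ norm of the kernel), and the inequalities $\|AB\|_1\le\|A\|_2\|B\|_2$ and $\|AB\|_1\le\|A\|\,\|B\|_1$.

**Proposition 1.** In the $s$-variables $\widetilde K=T+E$ on $L^2(W)$, with $\|E\|_1=O(r^{-\alpha})$, and the kernel of $E$ is $O(r^{-\alpha})$ pointwise.

**Step 1: a trace-norm bound for oscillating kernels.** For a $C^1$ kernel $a$ on $[-2,2]^2$,
$$\|a\|_1\le C\big(\sup|a|+\sup|\partial_ta|\big), \tag{4.2}$$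
since $a(s,t)=a(s,-2)+\int_{-2}^2\partial_ua(s,u)1_{u<t}\,du$ is a rank-one operator plus a product of two Hilbert–Schmidt operators. Used directly on $E$ this is too weak. The kernel contains $\sin(\psi_1(x)-\psi_1(y))$, whose $t$-derivative has size $r^{3/2-\alpha}$, and the bound would be only $O(r^{3/2-2\alpha})$. But a factor $b_1(s)b_2(t)$ with $b_1,b_2$ bounded is multiplication by bounded functions on the left and right, and this changes the trace norm by at most $\|b_1\|_\infty\|b_2\|_\infty$. So we expand the oscillating factors into products, and differentiate only the slowly varying *amplitude* $a$. In $x$-variables: an amplitude with $a=O(\rho)$ and $\partial_ya=O(\rho/r)$ gives trace norm $O(L\rho)$ and pointwise size $O(L\rho)$ in the $s$-variables. Indeed the $s$-amplitude is $La$, its $t$-derivative is $L^2\partial_ya$, and $L\le r$.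

**Step 2: the block $x,y>0$, replacing $\Phi$ by $I$.** Here
$$\widetilde K(x,y)=\frac{g_+(y)\Phi(y)^{-1}\Phi(x)f_+(x)}{\pi i(x-y)} .$$
Write $\Phi(y)^{-1}\Phi(x)=I+(x-y)R(x,y)$ with $R=\Phi(y)^{-1}\int_0^1\Phi'(y+v(x-y))\,dv$. By (3.3), $R=O(r^{-2})$ and $\partial_yR=O(r^{-3})$. The $R$-part is a sum of terms with bounded trigonometric functions of $x$ and of $y$ and amplitudes $x^{\pm1/4}y^{\pm1/4}R_{kl}$ up to constants, of size $O(r^{1/2-2})$ with $y$-derivative $O(r^{1/2-3})$. Its trace norm and pointwise size are $O(Lr^{-3/2})$, which is $O(r^{-\alpha})$.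

**Step 3: the same block, removing the fourth roots.** The $I$-part is
$$\frac{(x/y)^{1/4}\sigma_1(x)c_1(y)-(y/x)^{1/4}c_1(x)\sigma_1(y)}{\pi(x-y)}=\frac{\sin(\psi_1(x)-\psi_1(y))}{\pi(x-y)}+\cdots,$$
where the dots stand for terms with amplitude $\pm\frac{(x/y)^{\pm1/4}-1}{\pi(x-y)}=\pm y^{-1}k(x/y)$, with $k(z)=\frac{z^{\pm1/4}-1}{\pi(z-1)}$ smooth near $1$. These amplitudes are $O(1/r)$ with derivatives $O(r^{-2})$, so these terms are $O(L/r)=O(r^{-\alpha})$ in both senses.

**Step 4: the same block, from the sine term to $T_1$.** By the choice of $\chi_1$, $\sin\big(\frac n2(\chi_1(s)-\chi_1(t))\big)=\sin(\psi_1(x)-\psi_1(y))$. So in $s$-variables the difference between the sine term and $T_1$ is this sine times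
$$\frac1{\pi(s-t)}-\frac{\sqrt{\chi_1'(s)\chi_1'(t)}}{2\pi\sin((\chi_1(s)-\chi_1(t))/2)}=\frac{\Omega(s,t)}{\pi(s-t)}+O_{C^1}(r^{-2\alpha}),\qquad \Omega=1-\frac{\sqrt{\xi_1'(s)\xi_1'(t)}}{q(s,t)},$$
with $q(s,t)=\int_0^1\xi_1'(t+v(s-t))\,dv$. To see it, write $\frac1{2\sin(z/2)}=\frac1z+z\omega(z)$ with $\omega$ analytic near $0$, and $z=\chi_1(s)-\chi_1(t)=r^{-\alpha}(s-t)q$. The $1/z$ part gives $\Omega$, and the rest carries one $r^{-\alpha}$ from $\sqrt{\chi_1'\chi_1'}$ and one from $z$. Now $\Omega$ vanishes for $s=t$, and by (4.1) its partial derivatives of order $1$ and $2$ are $O(r^{-\alpha})$, because each involves $\xi_1''$ or $\xi_1'''$ and $q$ is bounded below. Hence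
$$\frac{\Omega(s,t)}{s-t}=\int_0^1\partial_1\Omega(t+v(s-t),t)\,dv$$
and its $t$-derivative are $O(r^{-\alpha})$. Expanding the sine into two products and using Step 1, the difference is $O(r^{-\alpha})$ in trace norm and pointwise.

**Step 5: the block $x=-u$, $y=-v$ with $u,v>0$.** Now $x-y=-(u-v)$. The part with $\Phi(-v)^{-1}\Phi(-u)-I$ is treated as in Step 2. The $I$-part is
$$\frac{g_-(v)f_-(u)}{-\pi i(u-v)}=\frac{(u/v)^{1/4}\sigma_2(u)c_2(v)-(v/u)^{1/4}c_2(u)\sigma_2(v)}{\pi(u-v)},$$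
which is the expression in Step 3 with $(\psi_1,x,y)$ replaced by $(\psi_2,u,v)$. So it equals $T_2$ up to the same errors.

**Step 6: the off-diagonal blocks, where the two sides decouple.** The vectors $g_\mp$ and $f_\pm$ have disjoint nonzero components, so $g_\mp f_\pm=0$. For $x>0$, $y=-v$,
$$\widetilde K=\frac{g_-(v)\,[\Phi(-v)^{-1}\Phi(x)-I]\,f_+(x)}{\pi i(x+v)} .$$
By (3.3) the amplitudes are $O(r^{1/2-1-1})$ with derivatives $O(r^{-5/2})$, so the trace norm and pointwise size are $O(Lr^{-3/2})$. For $x=-u$, $y>0$, $\widetilde K=\frac{g_+(y)[\Phi(y)^{-1}\Phi(-u)-I]f_-(u)}{-\pi i(u+y)}$ has the same bounds. Adding the four blocks proves Proposition 1. $\square$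

**Where $\alpha>0$ enters.** The error comes from the curvature of $\psi_j$ over the window, which is $O(r^{-\alpha})$ after scaling. For $\alpha=0$ it is not small. So we work at each $\alpha>0$ and let $\alpha\downarrow0$ only at the end.

**The Fredholm series.** If $k$ is a smooth kernel on $W$ and $h$ is bounded and measurable, then $\mathrm{Tr}(hk)=\int_Wh(x)k(x,x)\,dx$ and
$$\det(1+hk)_{L^2(W)}=\sum_{p\ge0}\frac1{p!}\int_{W^p}\prod_ih(x_i)\det(k(x_i,x_j))\,dx. \tag{4.3}$$
For kernels that are polynomial on each pair of components of $W$ these are finite-rank identities. A smooth kernel is a $C^1$-limit of such kernels. The left sides are continuous in the $C^1$ norm of $k$ by (4.2), because trace and determinant are continuous in trace norm. The right sides are continuous by Hadamard's inequality $|\det(k(x_i,x_j))|\le p^{p/2}\sup|k|^p$, which makes the series converge uniformly.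

## 5. Exponential moments of smooth statistics

For real $f\in C_c^\infty((-2,2))$ let
$$S(f)=\sum_if\Big(\frac{|x_i|-r}L\Big),\qquad X(f)=S(f)-\mathbb ES(f),$$
the sum running over the points of the process, and
$$Q(f,g)=-\frac1{\pi^2}\iint f'(s)g'(t)\log|s-t|\,ds\,dt,\qquad Q(f)=Q(f,f).$$
Smooth statistics are averages of $D$: since $f(s)=\int1_{s<v}(-f'(v))\,dv$, summing over the points (those with $|x_i|<r-2L$ contribute $-\int f'=0$) gives $S(f)=-\int f'(v)N(r+Lv)\,dv$, hence
$$X(f)=-\int f'(v)\,D(r+Lv)\,dv. \tag{5.1}$$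

**Proposition 2.** Fix $A\ge1$.
(a) Uniformly over $f$ with $\|f\|_\infty,\|f'\|_1\le A$: $\mathbb Ee^{X(f)}\le C_A\,e^{\frac12Q(f)}$ for $r\ge r_0(A)$.
(b) Let $0<\delta<\frac32-\alpha$ and $\eta=r^{-(3/2-\alpha-\delta)}$. There is $k_0=k_0(\alpha,\delta)$ such that, uniformly over $f$ with in addition $\|f^{(l)}\|_\infty\le A\eta^{-l}$ for $1\le l\le k_0+1$: $\mathbb Ee^{X(f)}=e^{\frac12Q(f)}(1+O(r^{-\alpha}))$.

In (b) the function may vary on the scale $\eta$, which is only $r^\delta$ times the scale $r^{-(3/2-\alpha)}$ of the point spacing.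

**Step 1: write the exponential moment as a determinant.** Let $h=e^f-1$, transplanted to $W$, so $e^{-A}\le1+h\le e^A$. Expand $\prod_i(1+h(x_i))$ over finite sets of distinct points and integrate against the correlation functions $\det(\widetilde K(x_i,x_j))\ge0$. The same series with $|h|$ is finite by Hadamard, and by monotone convergence it equals $\mathbb E\prod(1+|h(x_i)|)$. So Fubini applies, and (4.3) gives
$$\mathbb Ee^{S(f)}=\det(1+h\widetilde K)_{L^2(W)} .$$
In the rank-one example of Section 2 this reads $1+\int h\varphi^2=\det(1+hK)$.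

**Step 2: why trace-norm continuity alone does not suffice.** The obvious next move is the standard bound $|\det(1+A_1)-\det(1+A_2)|\le\|A_1-A_2\|_1e^{1+\|A_1\|_1+\|A_2\|_1}$ with $A_1=h\widetilde K$, $A_2=hT$. But for a fixed nonzero $f\ge0$, $\|hT\|_1\ge\mathrm{Tr}\,hT=\sum_j\int h\,\frac{n\chi_j'}{2\pi}ds$, which is of order $r^{3/2-\alpha}$. The bound for the error is then $r^{-\alpha}$ times an exponential of a power of $r$. We need a *relative* comparison, and for this a bound on $(1+hT)^{-1}$ that does not see the number of points.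

**Step 3: the resolvent bound.** Claim: $\|(1+hT)^{-1}\|\le1+e^{2A}$. If $(1+hT)u=v$, then, as $T$ is self-adjoint with $T\ge T^2$,
$$\mathrm{Re}\langle v,Tu\rangle=\langle u,Tu\rangle+\langle hTu,Tu\rangle\ge\|Tu\|^2+\langle hTu,Tu\rangle=\langle(1+h)Tu,Tu\rangle\ge e^{-A}\|Tu\|^2 .$$
So $\|Tu\|\le e^A\|v\|$, and $u=v-hTu$ with $\|h\|_\infty\le e^A$ gives $\|u\|\le(1+e^{2A})\|v\|$. Thus $1+hT$ is injective, and since $T$ is compact it is invertible.

**Step 4: reduction to Toeplitz determinants.** Factor and use $|\det(1+R)-1|\le\|R\|_1e^{1+\|R\|_1}$: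
$$\det(1+h\widetilde K)=\det(1+hT)\det\big(1+(1+hT)^{-1}hE\big)=\det(1+hT)\,(1+O(r^{-\alpha})).$$
Let $\phi_j$ be the function on the circle with $\phi_j(\chi_j(s))=f(s)$, extended by $0$. It is smooth. Changing variables, $\det(1+hT_j)=\det(1+(e^{\phi_j}-1)C_n)$. Since $C_n$ is conjugate to the projection $P$ onto $\mathrm{span}\{e^{ik\theta}\}_{k<n}$, and $\det(1+gP)=\det(1+PgP)$, this equals the Toeplitz determinant
$$D_n(e^{\phi_j})=\det\big(\widehat{(e^{\phi_j})}(k-l)\big)_{k,l=0}^{n-1} .$$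
So $\det(1+hT)=D_n(e^{\phi_1})D_n(e^{\phi_2})$. For the mean, $C_n(\theta,\theta)=\frac n{2\pi}$ and the bound on $E$ give
$$\mathbb ES(f)=\mathrm{Tr}f\widetilde K=\mathrm{Tr}fT+O(r^{-\alpha})=n\hat\phi_1(0)+n\hat\phi_2(0)+O(r^{-\alpha}).$$

**Step 5: the exact formula.** We recall a classical theorem.

**Borodin–Okounkov–Geronimo–Case formula.** For smooth real $\phi$ on the circle, with $\phi_+=\sum_{k>0}\hat\phi(k)e^{ik\theta}$, $\phi_-=\overline{\phi_+}$, $b=e^{\phi_--\phi_+}$,
$$D_n(e^\phi)=e^{n\hat\phi(0)+\sum_{k\ge1}k|\hat\phi(k)|^2}\det\big(1-\Pi_n\mathsf H(b)\mathsf H(b)^*\Pi_n\big),\qquad \mathsf H(b)=(b_{j+k+1})_{j,k\ge0},$$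
where $b_m$ are the Fourier coefficients of $b$ and $\Pi_n$ projects onto the indices $\ge n$.

The general formula has $\mathsf H(b)\mathsf H(\tilde c)$ with $c=b^{-1}$ and $\mathsf H(\tilde c)=(c_{-j-k-1})$. For real $\phi$ we have $c=\bar b$, so $c_{-m}=\overline{b_m}$ and $\mathsf H(\tilde c)=\mathsf H(b)^*$. A check with $n=1$, $\phi=2\lambda\cos\theta$: the left side is the mean of $e^{2\lambda\cos\theta}$, namely $1+\lambda^2+\frac{\lambda^4}4+O(\lambda^6)$. On the right, $b=e^{\lambda e^{-i\theta}-\lambda e^{i\theta}}$ has $b_2=\frac{\lambda^2}2+O(\lambda^4)$ and $b_m=O(\lambda^m)$, so the determinant is $1-\sum_{m>1}(m-1)|b_m|^2+\dots=1-\frac{\lambda^4}4+O(\lambda^6)$, and $e^{\lambda^2}(1-\frac{\lambda^4}4)=1+\lambda^2+\frac{\lambda^4}4+O(\lambda^6)$.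

Since $|b|=1$, $\|\mathsf H(b)\|\le1$. So the determinant is $\prod(1-\kappa_i)$ with $\kappa_i\in[0,1]$. It lies in $[0,1]$, and it is at least
$$1-\sum\kappa_i=1-\sum_{m>n}(m-n)|b_m|^2\ge1-\Sigma,\qquad \Sigma:=\sum_{m>n}m|b_m|^2,$$
because in the trace $\sum_{j\ge n,k\ge0}|b_{j+k+1}|^2$ the value $m=j+k+1$ occurs $m-n$ times.

**Step 6: identify the quadratic form and prove (a).** From $-\log|2\sin\frac u2|=\sum_{k\ge1}\frac{\cos ku}k$, Parseval, and $|\int\phi_j'e^{-ik\theta}d\theta|^2=4\pi^2k^2|\hat\phi_j(k)|^2$,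
$$2\sum_{k\ge1}k|\hat\phi_j(k)|^2=-\frac1{2\pi^2}\iint f'(s)f'(t)\log\Big|2\sin\frac{\chi_j(s)-\chi_j(t)}2\Big|\,ds\,dt,$$
where $\phi_j'(\theta)d\theta=f'(s)ds$. With $\chi_j(s)-\chi_j(t)=r^{-\alpha}(s-t)q_j(s,t)$, where $q_j(s,t)=\int_0^1\xi_j'(t+v(s-t))\,dv=c_{j,r}+O(r^{-\alpha})$, the logarithm equals $\log(r^{-\alpha}c_{j,r})+\log|s-t|+O(r^{-\alpha})$ uniformly. The constant drops out because $\int f'=0$. Each $j$ contributes $\frac14Q(f)+O(r^{-\alpha})$ to $\sum_kk|\hat\phi_j(k)|^2$, with an error uniform since $\|f'\|_1\le A$. So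
$$\sum_{j=1,2}\sum_{k\ge1}k|\hat\phi_j(k)|^2=\tfrac12Q(f)+O(r^{-\alpha}).$$
Inserting Steps 4 and 5, the terms $n\hat\phi_j(0)$ cancel against $\mathbb ES(f)$, and
$$\mathbb Ee^{X(f)}=e^{\frac12Q(f)}(1+O(r^{-\alpha}))\prod_{j=1,2}\det\big(1-\Pi_n\mathsf H(b^{(j)})\mathsf H(b^{(j)})^*\Pi_n\big), \tag{5.2}$$
with $b^{(j)}$ the function $b$ for $\phi_j$. As the determinants are at most $1$, (a) follows.

**Step 7: the determinants in (b) are close to $1$.** We must show $\Sigma=O(r^{-\alpha})$ for both $\phi_j$. Let $\varepsilon_r=r^{-\alpha}\eta$. On its support $\phi_j(\theta)=(f\circ\xi_j^{-1})(r^\alpha\theta)$. By (4.1), $\xi_j'$ is bounded below and all $\xi_j^{(k)}$, $k\ge1$, are bounded, so all derivatives of $\xi_j^{-1}$ of order $\ge1$ are bounded. As $\eta\le1$, Faà di Bruno's formula gives $\|(f\circ\xi_j^{-1})^{(l)}\|_\infty\le C\eta^{-l}$, hence $\|\phi_j^{(l)}\|_\infty\le C\varepsilon_r^{-l}$ for $1\le l\le k_0+1$.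

Next, $\phi_--\phi_+=-i\tilde\phi_j$ for $\phi=\phi_j$, with the conjugate function
$$\tilde\phi_j(\theta)=\frac1{2\pi}\,\mathrm{p.v.}\!\int_{-\pi}^\pi\phi_j(\theta-u)\cot\frac u2\,du$$
(for instance the conjugate function of $\cos k\theta$ is $\sin k\theta$, and there $\phi_--\phi_+=\frac12(e^{-ik\theta}-e^{ik\theta})=-i\sin k\theta$). So $b=e^{-i\tilde\phi_j}$. For smooth $g$ and $\rho\in(0,1]$,
$$\|\tilde g\|_\infty\le C\Big(\rho\|g'\|_\infty+\|g\|_\infty\log\frac e\rho\Big).$$
Indeed for $|u|<\rho$ subtract $g(\theta)$, which is allowed as $\cot$ is odd, and use $|g(\theta-u)-g(\theta)|\,|\cot\frac u2|\le2\|g'\|_\infty$. For $|u|\ge\rho$ use $\int_\rho^\pi\cot\frac u2\,du=-2\log\sin\frac\rho2\le2\log\frac\pi\rho$. Conjugation commutes with differentiation, so with $\rho=\varepsilon_r$ and $g=\phi_j^{(l)}$,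
$$\|\tilde\phi_j^{(l)}\|_\infty\le C\varepsilon_r^{-l}\log\frac e{\varepsilon_r},\qquad1\le l\le k_0 .$$
The derivative $b^{(k_0)}$ is $b$ times a linear combination of products $\prod_i\tilde\phi_j^{(l_i)}$ with $l_i\ge1$, $\sum l_i=k_0$. So $\|b^{(k_0)}\|_\infty\le C(\varepsilon_r^{-1}\log\frac e{\varepsilon_r})^{k_0}$, hence $|b_m|\le C\big(\frac{\log(e/\varepsilon_r)}{m\varepsilon_r}\big)^{k_0}$, and for $k_0\ge2$, summing $m^{1-2k_0}$ over $m>n$,
$$\Sigma\le Cn^2\Big(\frac{\log(e/\varepsilon_r)}{n\varepsilon_r}\Big)^{2k_0},\qquad n\varepsilon_r\ge r^{3/2-\alpha}\eta=r^\delta .$$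
Since $n^2\le4r^3$, any integer $k_0>(4+\alpha)/(2\delta)$ gives $\Sigma=O\big(r^{3-(4+\alpha)}(\log r)^{2k_0}\big)=O(r^{-\alpha})$. Such a $k_0$ is at least $2$, because $2\delta<3$. With (5.2) this proves (b). $\square$

## 6. Test functions with logarithmic covariances

We now need analogues of the walks $G^{(k)}(a)$. Let $\rho\ge0$ be smooth with $\mathrm{supp}\,\rho\subset(-1,1)$, $\int\rho=1$, and put $\rho_\ell(s)=\ell^{-1}\rho(s/\ell)$,
$$H_{a,\ell}(s)=\int_s^\infty\rho_\ell(v-a)\,dv,$$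
the indicator of $\{s<a\}$ smoothed on scale $\ell$: it is $1$ for $s\le a-\ell$ and $0$ for $s\ge a+\ell$. By (5.1), a step of this type at $a$ sees $D(r+La)$ averaged over scale $\ell$. To get compact support we subtract a fixed smooth step. Fix $\delta,\eta,k_0$ as in Proposition 2(b), and set
$$t_k=\tfrac18e^{-k},\qquad \mathsf T=\lfloor\log(1/\eta)\rfloor,\qquad f_a^{(k)}=H_{a,t_k}-H_{1/8,1/8}\qquad(a\in[\tfrac12,\tfrac34],\ 0\le k\le\mathsf T).$$
Then $0\le f_a^{(k)}\le1$ and $\mathrm{supp}\,f_a^{(k)}\subset[0,\frac78]$. The role of the $m$ subtrees is played by $m$ tiny separated subwindows: for $m\ge4$, $w=m^{-2}$, $p_j=\frac j{2m}$ $(1\le j\le m)$, let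
$$f_{j,a}^{(k)}(s)=f_a^{(k)}\big((s-p_j)/w\big),\qquad\text{supported in }[p_j,p_j+w]\subset(0,1).$$
Since $t_k\ge e^{-\mathsf T}/8\ge\eta/8$, for fixed $m$ linear combinations of at most three of these with bounded coefficients satisfy the hypotheses of Proposition 2(b) with some $A=A(m)$.

**Lemma 1 (same subwindow).** For $0\le k,l\le\mathsf T$, uniformly in $a,b,k,l,j,m$,
$$\pi^2Q(f^{(k)}_{j,a},f^{(l)}_{j,b})=\min\{\log\tfrac1{|a-b|},k,l\}+O(1). \tag{6.1}$$

This is (1.1) with $\log\frac1{|a-b|}$ in the place of $(a\wedge b)\log2$. *Proof.* $Q$ is invariant under common affine changes of variable, because $\int f'=0$. So we may replace $f_{j,\cdot}$ by $f_\cdot$. Expand $Q$ bilinearly into four terms, using $H_{a,\ell}'=-\rho_\ell(\cdot-a)$. The term in which both factors are the base function $H_{1/8,1/8}$ is a fixed finite constant. In the two mixed terms one derivative is supported in $[0,\frac14]$ and the other in $[\frac38,\frac78]$. The distances lie in $[\frac18,1]$,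 so these terms are at most $\log8$ in modulus.

The remaining term is $-\mathbb E\log|a-b+t_kU-t_lU'|$ with $U,U'$ independent of density $\rho$. Let $\mathsf M=\max(|a-b|,t_k,t_l)$, so $\log\frac1{\mathsf M}=\min\{\log\frac1{|a-b|},k,l\}+O(1)$. Since $|a-b+t_kU-t_lU'|\le3\mathsf M$, the term is at least $\log\frac1{\mathsf M}-\log3$. For the upper bound, if $|a-b|>2(t_k+t_l)$, then $\mathsf M=|a-b|$ and the modulus is at least $\mathsf M/2$, so the term is at most $\log\frac1{\mathsf M}+\log2$. Otherwise $\mathsf M\le4\max(t_k,t_l)$, and $Y=(a-b+t_kU-t_lU')/\mathsf M$ has density at most $4\|\rho\|_\infty$, because convolution does not increase the supremum of a density. Then $\mathbb E\log^+\frac1{|Y|}\le4\|\rho\|_\infty\int_{-1}^1\log\frac1{|y|}dy=8\|\rho\|_\infty$, and the term is at most $\log\frac1{\mathsf M}+O(1)$. $\square$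

**Lemma 2 (different subwindows).** For $i\ne j$,
$$\pi^2|Q(f^{(k)}_{i,a},f^{(l)}_{j,b})|=\Big|\iint\frac{f^{(k)}_{i,a}(s)f^{(l)}_{j,b}(t)}{(s-t)^2}\,ds\,dt\Big|\le16m^{-2}. \tag{6.2}$$

*Proof.* Integrate by parts in $s$ and in $t$; the supports are disjoint and $\partial_s\partial_t\log|s-t|=(s-t)^{-2}$. Their distance is at least $\frac1{2m}-\frac1{m^2}\ge\frac1{4m}$ as $m\ge4$, and $\|f\|_1\le w=m^{-2}$ for both functions, so the integral is at most $m^{-4}(4m)^2$. $\square$

## 7. The barrier argument for the tacnode process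

**Proposition 3.** For every $\alpha\in(0,\frac32)$, $\varepsilon>0$ and $\varsigma=\pm1$,
$$\lim_{r\to\infty}\mathbb P\Big(\sup_{r<x<r+r^{1-\alpha}}\varsigma D(x)\ge\Big(\tfrac{\sqrt2}\pi\big(\tfrac32-\alpha\big)-\varepsilon\Big)\log r\Big)=1.$$

Let $G_j^{(k)}(a)=\varsigma\pi X(f_{j,a}^{(k)})$. Fix $\gamma\in(0,\sqrt2)$, $\kappa\in(0,\gamma)$ with $\frac{\gamma^2}2+\gamma\kappa<1$, and an integer $k_1\ge1$, and put
$$\mathsf W_j(a)=\frac{e^{\gamma G_j^{(\mathsf T)}(a)}}{\mathbb Ee^{\gamma G_j^{(\mathsf T)}(a)}},\qquad \mathcal G_j(a)=\big\{G_j^{(\mathsf T)}(a)\ge(\gamma-\kappa)\mathsf T\big\}\cap\bigcap_{k=k_1}^{\mathsf T}\big\{G_j^{(k)}(a)\le(\gamma+\kappa)k\big\},$$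
$$Z_j=\int_{1/2}^{3/4}\mathsf W_j(a)1_{\mathcal G_j(a)}\,da,\qquad Z=\sum_{j=1}^mZ_j .$$
By (5.1), $G_j^{(k)}(a)$ is continuous in $a$, so $Z_j$ is well defined and Fubini applies. By Proposition 2(b), the joint exponential moments of at most three of the $G$'s with bounded coefficients are those of a centered Gaussian family with covariance $\pi^2Q$, up to a factor $1+O_m(r^{-\alpha})$. Below, "covariance" means $\pi^2Q$, and constants $C$ are independent of $m$, $k_1$ and $r$ for $r\ge r_0(m)$. This is possible because (6.1) is uniform in $m$ and the factor lies in $[\frac12,2]$ for $r\ge r_0(m)$.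

**Step 1: first moment.** We check that the barrier removes little. For $k_1\le k\le\mathsf T$, by Markov and (6.1),
$$\mathbb E[\mathsf W_j1_{\{G_j^{(k)}>(\gamma+\kappa)k\}}]\le e^{-\kappa(\gamma+\kappa)k}\,\frac{\mathbb Ee^{\gamma G_j^{(\mathsf T)}+\kappa G_j^{(k)}}}{\mathbb Ee^{\gamma G_j^{(\mathsf T)}}}\le Ce^{-\kappa(\gamma+\kappa)k+\gamma\kappa k+\frac12\kappa^2k}=Ce^{-\kappa^2k/2},$$
and similarly
$$\mathbb E[\mathsf W_j1_{\{G_j^{(\mathsf T)}<(\gamma-\kappa)\mathsf T\}}]\le e^{\kappa(\gamma-\kappa)\mathsf T}\,\frac{\mathbb Ee^{(\gamma-\kappa)G_j^{(\mathsf T)}}}{\mathbb Ee^{\gamma G_j^{(\mathsf T)}}}\le Ce^{[\kappa\gamma-\kappa^2-\gamma\kappa+\frac12\kappa^2]\mathsf T}=Ce^{-\kappa^2\mathsf T/2}.$$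
Summing over $k$ and integrating over $a$,
$$\tfrac14\ge\mathbb EZ_j\ge\tfrac14(1-\zeta-o(1)),\qquad \zeta=C'e^{-\kappa^2k_1/2},$$
with $C'$ independent of $m$ and $k_1$; so $\zeta$ is as small as we like for $k_1$ large.

**Step 2: diagonal terms.** We bound $\mathbb EZ_j^2\le\iint\mathbb E[\mathsf W_j(a)\mathsf W_j(b)1_{\mathcal G_j(a)}]\,da\,db$ uniformly in $r$, splitting according to $|a-b|$. If $|a-b|>e^{-k_1}$, the integrand is at most $\mathbb E[\mathsf W_j(a)\mathsf W_j(b)]\le Ce^{\gamma^2k_1}$. If $e^{-k-1}<|a-b|\le e^{-k}$ with $k_1\le k<\mathsf T$, or if $|a-b|\le e^{-\mathsf T}$ (then put $k=\mathsf T$), use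
$$1_{\mathcal G_j(a)}\le e^{\gamma[(\gamma+\kappa)k-G_j^{(k)}(a)]}.$$
By (6.1), the covariances of $G_j^{(\mathsf T)}(a),G_j^{(\mathsf T)}(b)$, of $G_j^{(\mathsf T)}(a),G_j^{(k)}(a)$ and of $G_j^{(\mathsf T)}(b),G_j^{(k)}(a)$, and the variance of $G_j^{(k)}(a)$, are all $k+O(1)$. So the integrand is at most
$$C\exp\big(\gamma(\gamma+\kappa)k+\gamma^2k-\gamma^2k-\gamma^2k+\tfrac12\gamma^2k\big)=Ce^{(\gamma^2/2+\gamma\kappa)k}.$$
The set of such $(a,b)$ has measure at most $Ce^{-k}$. Since $\frac{\gamma^2}2+\gamma\kappa<1$, summation gives $\mathbb EZ_j^2\le C_1(k_1)$. Without the barrier the integrand would be of order $|a-b|^{-\gamma^2}$ down to scale $e^{-\mathsf T}$, and its integral is bounded in $r$ only for $\gamma<1$, as on the tree.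

**Step 3: off-diagonal terms.** Here separation replaces independence. For $i\ne j$, drop the indicators and use (6.2) with $\gamma^2<2$:
$$\mathbb E[Z_iZ_j]\le\iint\mathbb E[\mathsf W_i(a)\mathsf W_j(b)]\,da\,db\le\tfrac1{16}e^{32/m^2}(1+o(1)).$$

**Step 4: positivity of $Z$.** By Cauchy–Schwarz,
$$\liminf_{r\to\infty}\mathbb P(Z>0)\ge\liminf_{r\to\infty}\frac{(\mathbb EZ)^2}{\mathbb EZ^2}\ge\frac{(1-\zeta)^2}{16C_1(k_1)/m+e^{32/m^2}}.$$
Choosing first $k_1$ large, then $m$ large, the right side is as close to $1$ as desired.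

**Step 5: back to $D$.** On $\{Z>0\}$ there are $j,a$ with $\varsigma X(f_{j,a}^{(\mathsf T)})\ge(\gamma-\kappa)\mathsf T/\pi$. By (5.1), $X(f_{j,a}^{(\mathsf T)})=A_{j,a}-B_j$. Here $A_{j,a}$ is the average of $D$ over a probability density supported in $\{r+Lv:0<v<1\}$, coming from the step at $a$, and $B_j=\int D(r+Lv)\beta_j(v)\,dv$ comes from the base step. The probability density $\beta_j$ lives on $[p_j,p_j+w]$ and does not depend on $a$, so there are only $m$ base variables. By Cauchy–Schwarz and (2.1),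
$$\mathbb EB_j^2\le\int\beta_j(v)\,\mathbb ED(r+Lv)^2\,dv=O(\log r),$$
so by Chebyshev $\max_{j\le m}|B_j|\le(\log r)^{3/4}$ with probability tending to $1$. A supremum dominates an average, so with $L=r^{1-\alpha}$, on the intersection of these events,
$$\sup_{r<x<r+L}\varsigma D(x)\ge\varsigma A_{j,a}\ge\frac{(\gamma-\kappa)\mathsf T}\pi-(\log r)^{3/4},\qquad \mathsf T=\big\lfloor(\tfrac32-\alpha-\delta)\log r\big\rfloor .$$
Given $\varepsilon$, take $\gamma$ close to $\sqrt2$, then $\kappa$ and $\delta$ close to $0$: for large $r$ the right side exceeds $\big(\frac{\sqrt2}\pi(\frac32-\alpha)-\varepsilon\big)\log r$. The event in Proposition 3 does not depend on $k_1,m$, and its probability has lower limit as close to $1$ as we like. $\square$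

**Proof of Theorem 1.** If $\varepsilon\ge C_*$ there is nothing to prove, so let $\varepsilon<C_*$. Choose $\alpha\in(0,\frac32)$ with $\frac{\sqrt2}\pi\alpha<\frac\varepsilon3$ and apply Proposition 3 with $\varsigma=1$ and $\varepsilon/3$. On the window $\log x\le\log(2r)$, and $\frac{\sqrt2}\pi\cdot\frac32=C_*$. So with probability tending to $1$,
$$\sup_{x>r}\frac{|D(x)|}{\log x}\ge\Big(C_*-\frac{2\varepsilon}3\Big)\frac{\log r}{\log2r}\ge C_*-\varepsilon\qquad\text{for }r\text{ large}.$$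
The events $\{\sup_{x>r}|D(x)|/\log x\ge C_*-\varepsilon\}$ decrease in $r$, so their probabilities decrease. Having limit $1$, they all equal $1$. $\blacksquare$

## 8. Matching upper bounds on windows and Theorem 2

**Proof of (i).** The lower bound for the maximum and the upper bound for the minimum are Proposition 3. It remains to bound $\max|D|$ over the window from above, by counting as in Section 1. Let $\beta=\frac32-\alpha$ and $\eta_0=r^{-\beta}$, the scale of the point spacing.

**Step 1: discretize.** We compare $D$ with finitely many smooth statistics. Let $a_i=i\eta_0$ for $-2\le i\le\lceil1/\eta_0\rceil+3$, and $f_i=H_{a_i,\eta_0}-H_{-1,1/2}\in C_c^\infty((-2,2))$. By (5.1),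
$$X(f_i)=D_{\rm sm}(a_i)-B,\qquad D_{\rm sm}(a)=\int\rho_{\eta_0}(v-a)D(r+Lv)\,dv,\quad B=\int\rho_{1/2}(v+1)D(r+Lv)\,dv,$$
and $|B|\le(\log r)^{3/4}$ with probability tending to $1$, as before. The mean changes little on this scale. Since $T_j(s,s)=\frac n{2\pi}\chi_j'(s)=\frac L\pi\psi_j'(r+Ls)$, Proposition 1 says that in $x$-variables the density on $W$ is $\frac1\pi\psi_j'(|x|)+O(r^{-1})=O(r^{1/2})$ ($j=1$ for $x>0$, $j=2$ for $x<0$; the error is $r^{-\alpha}/L=r^{-1}$). So $\mu(r+L(v+5\eta_0))-\mu(r+Lv)=O(Lr^{1/2}\eta_0)=O(1)$.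

As $N$ is nondecreasing and $\rho_{\eta_0}(\cdot-a_{i+2})$ is supported to the right of $a_{i+1}$, for $s\in[a_i,a_{i+1}]\cap[0,1]$
$$N(r+Ls)\le N(r+La_{i+1})\le\int\rho_{\eta_0}(v-a_{i+2})N(r+Lv)\,dv .$$
Subtracting $\mu(r+Ls)$, which differs from $\int\rho_{\eta_0}(v-a_{i+2})\mu(r+Lv)\,dv$ by $O(1)$, we get $D(r+Ls)\le D_{\rm sm}(a_{i+2})+C$. Likewise $N(r+Ls)\ge N(r+La_i)\ge\int\rho_{\eta_0}(v-a_{i-1})N(r+Lv)\,dv$ gives $D(r+Ls)\ge D_{\rm sm}(a_{i-1})-C$. Therefore
$$\max_{0\le s\le1}|D(r+Ls)|\le\max_i|X(f_i)|+|B|+C.$$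

**Step 2: union bound.** As in the proof of (6.1), $\pi^2Q(f_i)=-\mathbb E\log|\eta_0(U-U')|+O(1)=\beta\log r+O(1)$, the mixed and base terms being bounded because the two derivatives are supported near $[0,1]$ and in $[-\frac32,-\frac12]$. Here only Proposition 2(a) is available, as $f_i$ varies on the spacing scale itself, but an upper bound is all we need. Applied to $\pm\lambda f_i$ with fixed $\lambda>0$, it gives $\mathbb Ee^{\pm\lambda X(f_i)}\le C_\lambda r^{\lambda^2\beta/(2\pi^2)}$. With $\lambda=\pi^2c/\beta$ and Markov, $\mathbb P(|X(f_i)|\ge c\log r)\le C_cr^{-\pi^2c^2/(2\beta)}$. There are $O(r^\beta)$ indices, so $\mathbb P(\max_i|X(f_i)|\ge c\log r)\to0$ whenever $\frac{\pi^2c^2}{2\beta}>\beta$, that is, $c>\frac{\sqrt2}\pi\beta$. This proves (i).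

**Proof of (ii).** For large $r$, $[r,r+r^{1-\alpha}]\subset[r,br]$ for each $\alpha\in(0,\frac32)$. So Proposition 3 with $\alpha\downarrow0$ gives the lower bounds for the maxima of $D$ and of $-D$. The upper bound follows from (2.2):
$$\max_{[r,br]}|D|\le\log(br)\,\sup_{x>r/2}\frac{|D(x)|}{\log x},\qquad\frac{\log(br)}{\log r}\to1 .$$

**Proof of (iii).** The argument for Theorem 1, with $\varsigma D$ in place of $|D|$, gives $\mathbb P\big(\sup_{x>r}\varsigma D(x)/\log x\ge C_*-\varepsilon\big)=1$ for all $r>1$, $\varepsilon>0$, $\varsigma=\pm1$. Taking integers $r\ge2$ and $\varepsilon=1/k$, almost surely $\limsup\varsigma D(x)/\log x\ge C_*$ for both signs. The events in (2.2) increase with $r$ and their probabilities tend to $1$, so for each $\varepsilon=1/k$ almost surely one of them occurs, and hence almost surely $\limsup|D(x)|/\log x\le C_*$. Together, $\limsup D/\log x=C_*$ and $\liminf D/\log x=-\limsup(-D)/\log x=-C_*$ almost surely. $\blacksquare$
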